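# The $1/p$ correction to the pressure of the quantum $p$-spin glass

## 1. Two corrected branches: the statements

A mean-field spin glass with $p$-body interactions is placed in a transverse magnetic field. As $p\to\infty$ its free energy is known to converge to that of a much simpler system, the quantum random energy model. How far apart are the two when $p$ is large but finite? We show that the difference is of order exactly $1/p$ and compute its coefficient. Here is what is needed to state this.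

**Definition (pure $p$-spin glass).** Let $\mathcal Q_N=\{-1,1\}^N$ and let $p\ge2$ be an integer. The pure $p$-spin glass is the centered Gaussian process
$$U(\sigma)=U_p(\sigma)=\sqrt{\gamma}\sum_{J}g_J\,\sigma_J,\qquad \gamma=\frac{p!}{N^{p-1}},\quad \sigma_J=\prod_{j\in J}\sigma_j ,$$
where $J$ runs over the $p$-element subsets of $\{1,\dots,N\}$ and the $g_J$ are i.i.d. standard Gaussians.

**Definition (quantum $p$-spin glass).** On $\ell^2(\mathcal Q_N)$ with orthonormal basis $|\sigma\rangle$, let $U$ act by multiplication, $U|\sigma\rangle=U(\sigma)|\sigma\rangle$, and let $\langle\sigma|T\psi\rangle=\sum_{j=1}^N\langle F_j\sigma|\psi\rangle$, where $F_j$ flips the $j$-th spin. For $\Gamma>0$ put $H_{p,N}=U_p-\Gamma T$. The pressure is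
$$\Phi_{p,N}(\beta,\Gamma)=\frac1N\ln\big(2^{-N}\operatorname{Tr}e^{-\beta H_{p,N}}\big).$$
We write $\overline\Phi_p=\limsup_{N}\mathbb E\,\Phi_{p,N}$ and $\underline\Phi_p=\liminf_N\mathbb E\,\Phi_{p,N}$. For $p$ even the limit $\Phi_p=\lim_N\mathbb E\,\Phi_{p,N}$ is known to exist, by the quantum Parisi formula, and then $\overline\Phi_p=\underline\Phi_p=\Phi_p$.

**Definition (REM and quantum REM).** Let $\beta_c=\sqrt{2\ln2}$. The pressure of the random energy model (REM) is $\Phi_\infty(\beta,0)=\beta^2/2$ for $\beta\le\beta_c$ and $\beta\beta_c-\beta_c^2/2$ for $\beta>\beta_c$. The quantum REM pressure and its critical field are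
$$\Phi_\infty(\beta,\Gamma)=\max\{\Phi_\infty(\beta,0),\ln\cosh(\beta\Gamma)\},\qquad \Gamma_c(\beta)=\beta^{-1}\operatorname{arcosh}\big(e^{\Phi_\infty(\beta,0)}\big).$$

**Theorem 1.** Let $\beta,\Gamma>0$ with $\Gamma\ne\Gamma_c(\beta)$, and let
$$f(\beta,\Gamma)=\begin{cases}\dfrac{\beta}{2\Gamma\tanh(\beta\Gamma)},&\Gamma>\Gamma_c(\beta),\\[2ex]\dfrac{\Gamma^2}{2},&\Gamma<\Gamma_c(\beta),\ \beta\le\beta_c,\\[2ex]\dfrac{\Gamma^2\beta}{2\beta_c},&\Gamma<\Gamma_c(\beta),\ \beta\ge\beta_c.\end{cases}$$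
As $p\to\infty$ through all integers, $p(\overline\Phi_p-\Phi_\infty)\to f$ and $p(\underline\Phi_p-\Phi_\infty)\to f$ at $(\beta,\Gamma)$. In particular
$$\lim_{p\to\infty,\ p\ \mathrm{even}}p\big(\Phi_p(\beta,\Gamma)-\Phi_\infty(\beta,\Gamma)\big)=f(\beta,\Gamma).$$

**Theorem 2.** Uniformly for $(\beta,\Gamma)$ in compact subsets of $(0,\infty)^2$, both $\overline\Phi_p$ and $\underline\Phi_p$ are equal to
$$\max\Big\{\Phi_\infty(\beta,0)+\frac1p\,\frac{\beta\Gamma^2}{2\min(\beta,\beta_c)},\ \ \ln\cosh\beta\Gamma+\frac1p\,\frac{\beta}{2\Gamma\tanh\beta\Gamma}\Big\}+o(1/p).$$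

**Corollary 3.** Let $p$ be even, and write $e_R=\frac{\beta\Gamma^2}{2\min(\beta,\beta_c)}$, $e_P=\frac{\beta}{2\Gamma\tanh\beta\Gamma}$.

(a) On the critical line $\Gamma=\Gamma_c(\beta)$, $p(\Phi_p-\Phi_\infty)\to\max\{e_R,e_P\}$. For fixed $\beta>0$ and $s\in\mathbb R$,
$$p\big(\Phi_p(\beta,\Gamma_c(\beta)+\tfrac sp)-\Phi_\infty(\beta,0)\big)\to\max\{e_R,\ e_P+s\beta\tanh(\beta\Gamma_c(\beta))\},$$
with $e_R,e_P$ taken at $\Gamma_c(\beta)$.

(b) For $0<\Gamma<\Gamma_c(\beta)$, $p\,\partial_\Gamma^\pm\Phi_p(\beta,\Gamma)\to\beta\Gamma/\min(\beta,\beta_c)$. For $\ln\cosh h>\Phi_\infty(a,0)$, $p\,\partial_a^\pm[\Phi_p(a,h/a)]\to a/(h\tanh h)$ at fixed $h$.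

Let us unpack this. The question comes from Kouraich, Manai and Warzel, "The Quantum Random Energy Model is the Limit of Quantum $p$-Spin Glasses", arXiv:2505.02458 (2025). Physicists predicted, by the replica trick and a $1/p$ expansion, that the phase diagram of the quantum $p$-spin glass converges to that of the quantum REM. On the level of the pressure it is known that $\lim_p\overline\Phi_p=\lim_p\underline\Phi_p=\Phi_\infty$ (we shall not use this). A non-rigorous second-order perturbation calculation suggests $\Phi_p\approx\Phi_\infty+f/p$, and "it is an interesting question to justify these $1/p$ corrections". The symbol $\approx$ is not given a precise meaning there. Theorem 1 takes the sharp reading: $N\to\infty$ first at fixed $p$, then $p\to\infty$, and the difference multiplied by $p$ converges.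

The three expressions for $f$ are really two. In the phase $\Gamma>\Gamma_c$, the quantum paramagnet, $f=e_P$. For $\Gamma<\Gamma_c$ we have $f=e_R$, and the "unfrozen" and "frozen" cases differ only through $\min(\beta,\beta_c)$. Theorem 2 says that each of the two competing pressures gets its own correction, and the larger corrected one wins. As a numerical example take $\beta=\beta_c$. Then $\Phi_\infty(\beta_c,0)=\ln2$, so $\cosh(\beta_c\Gamma_c)=2$, $\beta_c\Gamma_c=\operatorname{arcosh}2\approx1.317$, $\tanh(\beta_c\Gamma_c)=\sqrt3/2$. At this point $e_R\approx0.626$ and $e_P\approx0.608$. So $f$ jumps across the critical line, and Theorem 2 shows what happens there: on the line the limit is the larger number, and the two corrected branches cross at $\Gamma_c+s/p$ with $s=(e_R-e_P)/(\beta_c\tanh\beta_c\Gamma_c)\approx0.017$, up to $o(1/p)$.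

## 2. Second-order calculations by hand

**Definition (variables).** Put $a=\beta$, $h=\beta\Gamma$ and
$$Z_N=2^{-N}\operatorname{Tr}e^{-aU+hT},\quad F_N(a,h)=\tfrac1N\mathbb E\ln Z_N,\quad\overline F_p=\limsup_NF_N,\quad\underline F_p=\liminf_NF_N,$$
$$u(a)=\min(a,\beta_c),\qquad\varphi(a)=\Phi_\infty(a,0)=a\,u(a)-\tfrac12u(a)^2,\qquad\kappa=\kappa(h)=h\tanh h,$$
$$e_R(a,h)=\frac{h^2}{2a\,u(a)},\qquad e_P(a,h)=\frac{a^2}{2h\tanh h}=\frac{a^2}{2\kappa}.$$

Substituting $h=\beta\Gamma$ gives back the $e_R,e_P$ of Section 1; also $\overline F_p(a,h)=\overline\Phi_p(a,h/a)$, and $\Gamma<\Gamma_c(\beta)$ means exactly $\ln\cosh h<\varphi(a)$. Note $\varphi'=u$. With $u=u(a)$, and since $\ln2=\beta_c^2/2$, checking the cases $a\le\beta_c$ and $a>\beta_c$ separately gives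
$$\frac au\Big(\ln2+\frac{u^2}2\Big)-\ln2=\varphi(a).\tag{1}$$

**Covariance.** The sum $\sum_J\sigma_J\tau_J$ is a symmetric polynomial in the signs $\sigma_j\tau_j$, so it depends only on the overlap $r_N(\sigma,\tau)=\frac1N\sum_j\sigma_j\tau_j$. Thus $\mathbb E\,U(\sigma)U(\tau)=\gamma\sum_J\sigma_J\tau_J=N\,c_N(r_N(\sigma,\tau))$, and $\varepsilon_N:=\sup_{|x|\le1}|c_N(x)-x^p|\to0$. For $p=2$, for instance, $\gamma=2/N$ and $\sum_{i<j}\sigma_i\sigma_j\tau_i\tau_j=\frac12(N^2r^2-N)$, so $c_N(r)=r^2-\frac1N$. At overlaps, $|c_N|\le c_N(1)=\gamma\binom Np/N\le1$, and $c_N(1)\to1$.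

**The case $a=0$.** Here $Z_N=\cosh(h)^N$ and the pressure is $\ln\cosh h$ exactly.

**The case $h=0$.** Since $a\ge u=u(a)$, and $\sum x_i^r\le(\sum x_i)^r$ for $x_i\ge0$, $r\ge1$,
$$\sum_\sigma e^{-aU(\sigma)}\le\Big(\sum_\sigma e^{-uU(\sigma)}\Big)^{a/u},\qquad\mathbb E\sum_\sigma e^{-uU(\sigma)}\le2^Ne^{Nu^2/2}.\tag{2}$$
Jensen's inequality $\mathbb E\ln\le\ln\mathbb E$ and (1) give $F_N(a,0)\le\varphi(a)$ for every $N$ and $p$. The proof of Proposition 7, read with $h=0$, will give $\underline F_p(a,0)\ge\varphi(a)-O(2^{-p/2})$ for fixed $a$. So without a field there is no $1/p$ term at all. The correction is due to the noncommuting term.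

**One deep configuration.** Let $U(\sigma)=-yN$ with $y>0$. The energy of $F_j\sigma$ is $U(\sigma)+\Delta_j$, and $\sum_j\Delta_j=-2pU(\sigma)=2pyN$, because each $\sigma_J$ changes sign under exactly $p$ of the $N$ flips. So flipping a spin costs $2py$ on average. Second-order perturbation theory in $-\Gamma T$ lowers the energy by $\Gamma^2/(2py)$ per spin. Under the REM Gibbs measure the energy density is $-\varphi'(\beta)=-u(\beta)$; with $y=u(\beta)$ the gain in the pressure is $\beta\Gamma^2/(2pu(\beta))=e_R/p$.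

**The paramagnet.** Now perturb in $U$ around $hT$. We shall see that $Z_N=\cosh(h)^N\mu(e^{-a\int_0^1U(\sigma(s))ds})$ for a measure $\mu$ on periodic spin paths, under which spins are independent with $\mathbb E\sigma_j(s)\sigma_j(t)=\rho(|s-t|)=\cosh(h(1-2|s-t|))/\cosh h$. The second-order term of $\frac1N\mathbb E\ln\mu(e^{-a\int U})$ is $\frac{a^2}{2N}\mathbb E[\mu((\int U)^2)-\mu(\int U)^2]$. By the covariance formula and the law of large numbers for overlaps it tends to $\frac{a^2}2\int_0^1\rho(t)^pdt$: two paths drawn independently have overlap near $0$, so the subtracted part vanishes. As $\rho(t)\approx1-2\kappa t$ near $0$ and symmetrically near $1$, $\int_0^1\rho^p\approx\frac1{p\kappa}$, which gives $e_P/p$.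

These two calculations produce the right numbers, and both become proofs of lower bounds (Sections 5 and 6). For upper bounds each of them, pushed in the obvious way, breaks at a definite point. We meet these points at the end of Section 4 and at the start of Section 8.

## 3. Concentration, spin paths, local fields, localization

Throughout $p\ge3$, and $(a_p,h_p)\to(a,h)\in(0,\infty)^2$ is an arbitrary convergent sequence. Constant sequences suffice for Theorem 1; general ones give the uniformity in Theorem 2. "W.h.p." means with probability tending to $1$ as $N\to\infty$, all other parameters, including $p$, being fixed. "$X_N\le B+o(1)$ w.h.p." means $P(X_N\le B+\delta)\to1$ for every $\delta>0$. The exponent of a quantity $A\ge0$ is $\frac1N\ln(2^{-N}A)$; the exponent of a sum of two terms is at most the larger exponent plus $\frac{\ln2}N$.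

**Standard inequalities.** (i) Gaussian concentration: if $X$ is a function of i.i.d. standard Gaussians with Lipschitz constant $L$, then $P(|X-\mathbb EX|\ge t)\le2e^{-t^2/(2L^2)}$. (ii) Gaussian integration by parts: $\mathbb E[g_J\Psi]=\mathbb E[\partial_{g_J}\Psi]$. (iii) Paley–Zygmund: $P(X\ge\frac12\mathbb EX)\ge\frac14(\mathbb EX)^2/\mathbb EX^2$ for $X\ge0$; indeed $\mathbb EX\le\frac12\mathbb EX+\mathbb E[X1_{X\ge\mathbb EX/2}]$, and one applies Cauchy–Schwarz. (iv) Hoeffding: if $r$ is the mean of $N$ i.i.d. $\pm1$ variables of mean $m$, then $P(|r-m|\ge x)\le2e^{-Nx^2/2}$. (v) Convexity: $x\mapsto\ln\operatorname{Tr}e^{A+xB}$ is convex for self-adjoint matrices, being a supremum of affine functions of $x$ by the Gibbs variational principle; its derivative is $\operatorname{Tr}(Be^{A+xB})/\operatorname{Tr}e^{A+xB}$.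

**Relative entropy.** For probability measures with $\nu\ll\mu$, $H(\nu|\mu)=\nu(\ln\frac{d\nu}{d\mu})$. The entropy inequality is
$$\nu(X)\le H(\nu|\mu)+\ln\mu(e^X)\tag{3}$$
for bounded $X$, since $\ln\mu(e^X)\ge\ln\nu(e^{X-\ln(d\nu/d\mu)})\ge\nu(X)-H(\nu|\mu)$. Example: for $\nu=\mu(\cdot\,|A)$ one has $H(\nu|\mu)=-\ln\mu(A)$.

### 3.1 Concentration of the pressure

Let $\chi\in C^1(\mathbb R)$ with $0\le\chi'\le1$, and $V=N\chi(U/N)$. (Take $\chi(x)=x$ for $V=U$; other $\chi$ appear in Section 10.) Put $X_N=\frac1N\ln\operatorname{Tr}e^{-aV+hT}$. Then $\partial_{g_J}X_N=-\frac aN\sqrt\gamma\,\langle\chi'(U/N)\sigma_J\rangle$, a Gibbs expectation of a diagonal operator bounded by $1$, so the squared gradient norm is at most $\frac{a^2}{N^2}\gamma\binom Np\le\frac{a^2}N$. Hence $P(|X_N-\mathbb EX_N|\ge t)\le2e^{-Nt^2/(2a^2)}$. Two consequences: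
$$\text{if }X_N\le B+o(1)\text{ w.h.p., then }\limsup_N\mathbb EX_N\le B;\tag{4}$$
$$\text{if }P(X_N\ge B_N)\ge e^{-\eta N}\text{ for large }N,\text{ then }\liminf_N(\mathbb EX_N-B_N)\ge-a\sqrt{2\eta}.\tag{5}$$
For (4), $X_N\ge\mathbb EX_N-t$ w.h.p. for every $t>0$. For (5), if $B_N-\mathbb EX_N\ge t>a\sqrt{2\eta}$ for infinitely many $N$, then $e^{-\eta N}\le P(X_N-\mathbb EX_N\ge t)\le2e^{-Nt^2/(2a^2)}$ for these $N$, which is false for large $N$. Both may be used with the factor $2^{-N}$ inside the logarithm. Property (5) is strong: an event of probability $e^{-o(N)}$ is enough for a lower bound on the mean.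

### 3.2 Spin paths

Expand in a Dyson series, absolutely convergent for matrices:
$$e^{-W+hT}=\sum_{n\ge0}h^n\int_{0<t_1<\dots<t_n<1}e^{-(1-t_n)W}T\,e^{-(t_n-t_{n-1})W}\cdots T\,e^{-t_1W}\,dt .$$
Each $T$ flips one spin. In $\langle\sigma|\cdot|\sigma\rangle$ only terms survive in which every spin flips an even number of times, so
$$\langle\sigma|e^{-W+hT}|\sigma\rangle=\int e^{-\int_0^1W(\omega(s))ds}\,\pi_\sigma(d\omega),\tag{6}$$
where $\pi_\sigma$ is a positive product measure over spins: each spin starts and ends at $\sigma_j$, and has flips at $n$ ordered times, $n$ even, with density $h^n$. The mass per spin is $\sum_{n\text{ even}}h^n/n!=\cosh h$. Averaging over $\sigma$,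
$$2^{-N}\operatorname{Tr}e^{-W+hT}=\cosh(h)^N\,\mu\big(e^{-\int_0^1W(\sigma(s))ds}\big),\tag{7}$$
where $\mu=\mu_h$ is the law of $N$ i.i.d. $\pm1$-valued paths on the circle $[0,1)$: uniform starting value, flips at the points of a rate-$h$ Poisson process conditioned to have an even number of points. If $\nu\propto e^{-\int W}\mu$, then $\nu(f(\sigma(0)))=\operatorname{Tr}(fe^{-W+hT})/\operatorname{Tr}e^{-W+hT}$. Both $\mu$ and $\nu$ are invariant under rotations of the circle, and one-time marginals of $\mu$ are uniform.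

For one spin, with $X$ the flip matrix and $\sigma^zX\sigma^z=-X$, $\mathbb E\sigma(s)\sigma(s+t)=\operatorname{Tr}(\sigma^ze^{thX}\sigma^ze^{(1-t)hX})/\operatorname{Tr}e^{hX}$, that is
$$\rho(t)=\frac{\cosh(h(1-2t))}{\cosh h},\qquad\rho'(0)=-2\kappa,\qquad0\le\rho''=4h^2\rho\le4h^2 .\tag{8}$$
$\rho$ is convex, positive, symmetric about $\frac12$. Example: for $N=1$ and $W(\sigma)=w\sigma$, (7) reads $\cosh\sqrt{h^2+w^2}=\cosh h\cdot\mu(e^{-w\int\sigma})$. At order $w^2$ the left side is $\frac{w^2}{2h}\sinh h$, the right side $\frac{w^2}2\cosh h\int_0^1\rho=\frac{w^2}2\cosh h\,\frac{\tanh h}h$, and they agree.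

The number $n$ of jumps of one spin has law $h^n/(n!\cosh h)$, $n$ even, and given $n$ the positions are i.i.d. uniform. So $\mathbb En=h\tanh h=\kappa$ and $\mathbb En(n-1)=h^2$. For the number $J_A$ of jumps in $A\subset[0,1)$, $\mathbb EJ_A=\kappa|A|$ and $\mathbb EJ_A(J_A-1)=h^2|A|^2$; as $\kappa\le h^2$ and $|A|\le1$,
$$\mathbb EJ_A^2\le2h^2|A|.\tag{9}$$
Write $R(s,t)=r_N(\sigma(s),\sigma(t))$ and let $d(s,t)$ be the circle distance. Under $\mu$, $R(s,t)$ is a mean of $N$ i.i.d. signs with mean $\rho(|s-t|)=\rho(d(s,t))$.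

### 3.3 Local fields

Let $\Delta_j(\sigma)=U(F_j\sigma)-U(\sigma)=-2\sqrt\gamma\sum_{J\ni j}g_J\sigma_J$. Then $\Delta_j(F_j\sigma)=-\Delta_j(\sigma)$ and $\sum_j\Delta_j=-2pU$. Example: for $N=p=3$, $U=\sqrt{2/3}\,g\,\sigma_1\sigma_2\sigma_3$, each $\Delta_j=-2U$, and the sum is $-6U=-2pU$.

For fixed $\sigma$ the vector $(\Delta_j)_j$ is an exchangeable centered Gaussian vector with variance $4\gamma\binom{N-1}{p-1}\le4p$ and covariance $4\gamma\binom{N-2}{p-2}$. Put $\bar\Delta=\frac1N\sum_j\Delta_j=-2pU/N$. The covariance of $\Delta_j-\bar\Delta$ with $\bar\Delta$ does not depend on $j$ and sums to $0$, so it vanishes. Hence $(\Delta_j-\bar\Delta)_j$ is independent of $U(\sigma)$. Its covariance matrix is $s_N^2(\delta_{jk}-\frac1N)$ with $s_N^2=4\gamma[\binom{N-1}{p-1}-\binom{N-2}{p-2}]=4\gamma\binom{N-2}{p-1}\le4p$, so it is distributed as $s_N(\xi_j-\bar\xi)_j$ with $\xi_j$ i.i.d. $N(0,1)$ and $\bar\xi=\frac1N\sum_j\xi_j$.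

Let $\Omega_N$ be the event that $0<\Delta_j(\sigma)^2\le16pN$ for all $\sigma,j$ and $\sum_j(\Delta_j-\bar\Delta)^2\le24pN$ for all $\sigma$. Then $P(\Omega_N)\to1$: $\Delta_j\ne0$ almost surely; $P(\Delta_j^2>16pN)\le2e^{-2N}$ and $2N2^Ne^{-2N}\to0$; and $P(\chi^2_{N-1}>6N)\le e^{-3N/2}\mathbb Ee^{\chi^2_{N-1}/4}\le e^{-3N/2}2^{N/2}$, where $2^N2^{N/2}e^{-3N/2}\to0$.

If $U(\sigma)\le-yN$ with $y>0$, then $\bar\Delta\ge2py$, so $\Delta_j<0$ forces $(\Delta_j-\bar\Delta)^2\ge(2py)^2$. Therefore on $\Omega_N$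
$$U(\sigma)\le-yN\ \Longrightarrow\ \#\{j:\Delta_j(\sigma)<0\}\le\frac{24pN}{(2py)^2}=\frac{6N}{py^2}.\tag{10}$$

### 3.4 Localization at almost no cost

For self-adjoint $A$ and $L\subset\mathcal Q_N$ let $A_L$ be the compression of $A$ to $\ell^2(L)$. If $\mathcal J$ is an isometry, then $\operatorname{Tr}e^{-\mathcal J^*A\mathcal J}\le\operatorname{Tr}e^{-A}$: for an eigenbasis $\psi_k$ of $\mathcal J^*A\mathcal J$, Jensen gives $e^{-\langle\mathcal J\psi_k,A\mathcal J\psi_k\rangle}\le\langle\mathcal J\psi_k,e^{-A}\mathcal J\psi_k\rangle$, and the $\mathcal J\psi_k$ are orthonormal. In particular $\operatorname{Tr}e^{-A_L}\le\operatorname{Tr}e^{-A}$. Example: $N=1$, $A=-hT$, $L$ one point: $1\le2\cosh h$.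

**Lemma 4.** Let $0<y_1<y_2$, $L_1=\{U\le-y_1N\}$, $L_2=\{U\ge-y_2N\}$. There is $C=C(y_1,y_2)$ such that on $\Omega_N$, for every real function $W$ on $\mathcal Q_N$ and $h>0$,
$$\operatorname{Tr}e^{-W+hT}\le e^{Chp}\big(\operatorname{Tr}e^{-(W-hT)_{L_1}}+\operatorname{Tr}e^{-(W-hT)_{L_2}}\big).$$

*Proof.* Let $\vartheta(x)=0$ for $x\le-y_2$, $\vartheta(x)=\pi/2$ for $x\ge-y_1$, linear between, with Lipschitz constant $\ell=\frac\pi{2(y_2-y_1)}$. Put $f_1=\cos\vartheta(U/N)$, $f_2=\sin\vartheta(U/N)$; then $f_i$ is supported in $L_i$ and $f_1^2+f_2^2=1$. On the edge between $\sigma$ and $\tau=F_j\sigma$ the matrix $T-\sum_if_iTf_i$ has entry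
$$1-\sum_if_i(\sigma)f_i(\tau)=1-\cos\big(\vartheta(U(\sigma)/N)-\vartheta(U(\tau)/N)\big)\in\big[0,\tfrac12\ell^2\Delta_j^2/N^2\big].$$
Its norm is at most its maximal row sum, which on $\Omega_N$ is at most $N\cdot\frac12\ell^2\cdot16pN/N^2=8\ell^2p$. As $W=\sum_if_iWf_i$,
$$W-hT\ge\sum_if_i(W-hT)f_i-8h\ell^2p=\mathcal J^*\big((W-hT)_{L_1}\oplus(W-hT)_{L_2}\big)\mathcal J-8h\ell^2p,$$
with the isometry $\mathcal J\psi=(f_1\psi,f_2\psi)$. Take the trace of the exponential, with $C=8\ell^2$. $\square$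

For fixed $p$ the factor $e^{Chp}$ does not grow with $N$. A single flip changes $U/N$ by only $O(N^{-1/2})$ on $\Omega_N$, which is why deep and shallow configurations can be separated.

## 4. Leading order, and the order $p^{-1/2}$ reached by counting

For an edge $\{\sigma,\tau\}$ and $k>0$,
$$|\sigma\rangle\langle\tau|+|\tau\rangle\langle\sigma|\le k|\sigma\rangle\langle\sigma|+k^{-1}|\tau\rangle\langle\tau|,\tag{11}$$
because the difference is a $2\times2$ matrix of determinant $0$ and positive trace.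

**Lemma 5.** Let $L=\{U\le-yN\}$, $y>0$, $\tau_p(y)=(1+6y^{-2})p^{-1/2}$. On $\Omega_N$, for every real $W$ and $h>0$,
$$\operatorname{Tr}e^{-(W-hT)_L}\le e^{hN\tau_p(y)}\sum_{\sigma\in L}e^{-W(\sigma)}.\tag{12}$$

*Proof.* Use (11) on every edge inside $L$, with weight $p^{-1/2}$ at the endpoint of lower $U$ and $p^{1/2}$ at the other. At $\sigma\in L$ the edges with $\Delta_j>0$ contribute at most $Np^{-1/2}$, and those with $\Delta_j<0$, counted by (10), at most $p^{1/2}\cdot6N/(py^2)$. So $T_L\le N\tau_p(y)$. $\square$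

**Lemma 6.** $\limsup_p\overline F_p(a_p,h_p)\le\max\{\varphi(a),\ln\cosh h\}$.

*Proof.* By (2), Markov's inequality and (1), $\frac1N\ln2^{-N}\sum_\sigma e^{-aU}\le\varphi(a)+o(1)$ w.h.p. Apply Lemma 4 with $W=aU$ and levels $y<2y$. The $L_1$-block has exponent at most $\varphi(a)+h\tau_p(y)+o(1)$ by Lemma 5. On $L_2$, $aU\ge-2ayN$, so that block is at most $e^{2ayN}\operatorname{Tr}e^{hT}$, with exponent $\ln\cosh h+2ay$. By (4), $\overline F_p(a,h)\le\max\{\varphi(a)+h\tau_p(y),\ln\cosh h+2ay\}$ for every $y>0$. Put $(a,h)=(a_p,h_p)$, let $p\to\infty$, then $y\to0$. $\square$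

This is the first approach one would try for the upper bound, and it gives the leading order. It does not give $1/p$. With a weight $k$ at lower and $1/k$ at upper endpoints, the argument yields $T_L\le N(k+\frac6{kpy^2})$; the minimum over $k$ is at $k=\sqrt6/(y\sqrt p)$ and equals $2\sqrt6\,N/(y\sqrt p)$. So the best choice of $k$ still leaves $p^{-1/2}$. Two things were wasted: the weight ignores the size of $\Delta_j$, and (10) treats all deep configurations by a worst-case count. Section 7 repairs both.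

## 5. Lower bound from deep configurations

**Proposition 7.** For all $(a,h)\in(0,\infty)^2$, $\liminf_pp\big(\underline F_p(a_p,h_p)-\varphi(a_p)\big)\ge e_R(a,h)$.

**Step 1: the diagonal matrix element at a deep configuration.** The aim is to make the two-level calculation of Section 2 an honest inequality. For $y\ge0$ let
$$G(y)=\langle0|\exp\begin{pmatrix}0&h\\h&-2pay\end{pmatrix}|0\rangle .$$
Claim: if $y=-U(\sigma)/N\ge0$, then $\langle\sigma|e^{-aU+hT}|\sigma\rangle\ge e^{-aU(\sigma)}G(y)^N$.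

Use (6) with $W=aU$. Let $\ell_j(\omega)$ be the total time during which $\omega_j(s)\ne\sigma_j$. By (6) for one spin, $\int e^{-2pay\sum_j\ell_j}d\pi_\sigma=G(y)^N$, so $dQ=G^{-N}e^{-2pay\sum_j\ell_j}d\pi_\sigma$ is a probability measure, under which the paths $\omega_j\sigma_j$ are i.i.d. Let $\phi(s)=Q(\omega_j(s)\ne\sigma_j)$. As $U$ is multilinear and homogeneous of degree $p$, $Q(U(\omega(s)))=(1-2\phi(s))^pU(\sigma)=-(1-2\phi(s))^pyN$. By Jensen,
$$\langle\sigma|e^{-aU+hT}|\sigma\rangle=G^N\,Q\big(e^{-a\int U+2pay\sum_j\ell_j}\big)\ge G^N\exp\Big(aNy\int_0^1\big[(1-2\phi(s))^p+2p\phi(s)\big]ds\Big).$$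
The bracket is at least $1$ by Bernoulli's inequality $(1+x)^p\ge1+px$ with $x=-2\phi\in[-2,0]$. (For $x\ge-1$ this is the usual one; for $-2\le x<-1$, $(1+x)^p\ge-|1+x|=1+x\ge1+px$.) Since $aNy=-aU(\sigma)$, the claim follows.

**Step 2: enough configurations at depth $y$.** This is a second-moment argument. Let
$$I(r)=\tfrac{1+r}2\ln(1+r)+\tfrac{1-r}2\ln(1-r),\qquad y_p^2=\inf_{0<r\le1}(1+r^{-p})I(r)\le2I(1)=2\ln2 .$$
Claim: for $0<y\le y_p$, $\underline F_p(a,h)\ge ay-\frac{y^2}2+\ln G(y)$.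

Let $\eta>0$ and $\mathcal N=\#\{\sigma:y\le-U(\sigma)/N\le y+\eta\}$. As $-U(\sigma)/N$ is $N(0,c_N(1)/N)$ with $c_N(1)\to1$, integrating the density over $[y,y+\frac1N]$ from below and using the Gaussian tail bound from above give $\mathbb E\mathcal N=2^Ne^{-Ny^2/2+o(N)}$. For a pair $\sigma,\tau$ with overlap $r$, the variance of $-U(\sigma)-U(\tau)$ is $2N(c_N(1)+c_N(r))\le2N(1+|r|^p+\varepsilon_N)$, so both lie in the window with probability at most
$$P\big(-U(\sigma)-U(\tau)\ge2yN\big)\le\exp\Big(-\frac{y^2N}{1+|r|^p+\varepsilon_N}\Big).$$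
There are at most $2^N\binom N{N(1-r)/2}\le2^{2N}e^{-NI(|r|)}$ pairs with overlap $r$, and $N+1$ values of $r$. By definition of $y_p$ and $y\le y_p$, $I(|r|)\ge y^2\frac{|r|^p}{1+|r|^p}=y^2-\frac{y^2}{1+|r|^p}$ (trivially for $r=0$). Hence
$$\mathbb E\mathcal N^2\le\sum_r2^{2N}\exp\Big(-Ny^2+\frac{Ny^2}{1+|r|^p}-\frac{Ny^2}{1+|r|^p+\varepsilon_N}\Big)\le(N+1)2^{2N}e^{-Ny^2+Ny^2\varepsilon_N}=e^{o(N)}(\mathbb E\mathcal N)^2 .$$
By Paley–Zygmund $P(\mathcal N\ge\frac12\mathbb E\mathcal N)\ge e^{-o(N)}$, also if $\mathbb E\mathcal N<1$. By (6) the function $G$ is decreasing in $y$, so on this event Step 1 gives $Z_N\ge2^{-N}\cdot\frac12\mathbb E\mathcal N\cdot e^{ayN}G(y+\eta)^N$. Apply (5) with arbitrarily small exponent: $\underline F_p\ge ay-\frac{y^2}2+\ln G(y+\eta)$. Let $\eta\to0$.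

**Step 3: $y_p$ is exponentially close to $\beta_c$.** We show $y_p^2\ge2\ln2-2\cdot2^{-p/2}$ for large $p$; this is why the classical part costs nothing at order $1/p$. Put $r=1-2x$, $0\le x<\frac12$. Then $I(r)=\ln2-H(x)$ with $H(x)=-x\ln x-(1-x)\ln(1-x)\le x\ln(e/x)$, and $r^{-p}\ge e^{2px}$. Let $x_1\in(0,\frac12)$ satisfy $H(x_1)=\frac12\ln2$. For $0<x\le x_1$ we have $I(r)\ge\frac12\ln2$, so
$$(1+r^{-p})I(r)-2\ln2=-2H(x)+(r^{-p}-1)I(r)\ge-2H(x)+(e^{2px}-1)\tfrac12\ln2\ge x\big(p\ln2-2\ln(e/x)\big).$$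
The right side has derivative $p\ln2+2\ln x$, so its minimum over $x>0$ is at $x=2^{-p/2}$ and equals $-2\cdot2^{-p/2}$. At $x=0$ the left side is $0$. For $x_1\le x<\frac12$, since $I''(r)=1/(1-r^2)\ge1$ gives $I(r)\ge r^2/2$, we get $(1+r^{-p})I(r)\ge\frac12r^{2-p}\ge\frac12(1-2x_1)^{2-p}\ge2\ln2$ for large $p$. Consequently $\beta_c-y_p=\frac{\beta_c^2-y_p^2}{\beta_c+y_p}=O(2^{-p/2})$.

**Step 4: expansion of $G$.** Take $y=\min(a_p,y_p)$ in Step 2, so $y\to u(a)$. If $y=a_p$ then $a_p\le\beta_c$ and $a_py-\frac{y^2}2=\varphi(a_p)$. Otherwise $\varphi(a_p)-(a_py-\frac{y^2}2)=\int_{y_p}^{u(a_p)}(a_p-z)\,dz\le a_p(\beta_c-y_p)=O(2^{-p/2})$. Let $D=2pa_py$. The top eigenvalue of $\begin{pmatrix}0&h_p\\h_p&-D\end{pmatrix}$ satisfies $\lambda_+=h_p^2/(D+\lambda_+)$, hence $\frac{h_p^2}D-\frac{h_p^4}{D^3}\le\lambda_+\le\frac{h_p^2}D$. Its normalized eigenvector $(v_0,v_1)$ has $v_1/v_0=\lambda_+/h_p$, so $v_0^2=(1+\lambda_+^2/h_p^2)^{-1}\ge(1+h_p^2/D^2)^{-1}$.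 From $G\ge v_0^2e^{\lambda_+}$,
$$\ln G\ge\frac{h_p^2}D-\frac{h_p^4}{D^3}-\frac{h_p^2}{D^2},\qquad p\ln G\ge\frac{h^2}{2a\,u(a)}+o(1)=e_R(a,h)+o(1).$$
With Step 2, $p(\underline F_p(a_p,h_p)-\varphi(a_p))\ge e_R-o(1)$. $\square$

With $h=0$ we have $G=1$, and Steps 2 and 3 give the estimate announced in Section 2.

## 6. Lower bound from the paramagnet

**Proposition 8.** For all $(a,h)\in(0,\infty)^2$, $\liminf_pp\big(\underline F_p(a_p,h_p)-\ln\cosh h_p\big)\ge e_P(a,h)$.

Let $q=q_p(h)=\int_0^1\rho(t)^pdt$. The main claim is: if $2^p\ge32a^2$ and $q<\frac1{32a^2}$, then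
$$\underline F_p(a,h)\ge\ln\cosh h+\tfrac{a^2}2q.\tag{13}$$

**Step 1: a truncated partition function and its mean.** We want the second-cumulant value in the exponent, so we restrict to paths whose self-overlap is typical. For paths $\sigma,\tau$ let $r_{st}=r_N(\sigma(s),\tau(t))$ and
$$Q_\sigma=\iint c_N(R(s,t))\,ds\,dt,\qquad Q_{\sigma\tau}=\iint c_N(r_{st})\,ds\,dt=\frac\gamma N\sum_J\Big(\int\sigma_J\Big)\Big(\int\tau_J\Big).$$
Under $\mu$, $R(s,t)$ has mean $\rho(|s-t|)$ and variance at most $\frac1N$, so $\mu|Q_\sigma-q|\le\varepsilon_N+p/\sqrt N\to0$. Fix $0<\zeta\le q$ and let $A=\{|Q_\sigma-q|\le\zeta\}$; then $\mu(A)\to1$. Put $\mathcal W=\mu(1_Ae^{-a\int U})$. As $\int U(\sigma(s))ds$ is a Gaussian process indexed by paths with covariance $NQ_{\sigma\tau}$,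
$$\mathbb E\mathcal W=\mu\big(1_Ae^{\frac{a^2N}2Q_\sigma}\big)\ge\mu(A)e^{\frac{a^2N}2(q-\zeta)},\qquad\mathbb E\mathcal W^2\le e^{a^2N(q+\zeta)}\mu^{\otimes2}\big(1_{A\times A}e^{a^2NQ_{\sigma\tau}}\big).$$

**Step 2: the cross term is $e^{o(N)}$.** By Cauchy–Schwarz $Q_{\sigma\tau}\le(Q_\sigma Q_\tau)^{1/2}\le q+\zeta\le2q$ on $A\times A$. Let $m=|\{(s,t):|r_{st}|>\frac12\}|$. Since $|r|^p\le2^{2-p}r^2$ for $|r|\le\frac12$, also $Q_{\sigma\tau}\le\varepsilon_N+2^{2-p}\iint r_{st}^2+m$. Combining the two bounds, on $A\times A$,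
$$Q_{\sigma\tau}\le\varepsilon_N+2^{2-p}\iint r_{st}^2\,ds\,dt+\min(m,2q),$$
and by Cauchy–Schwarz
$$\mu^{\otimes2}\big(1_{A\times A}e^{a^2NQ_{\sigma\tau}}\big)\le e^{a^2N\varepsilon_N}\Big[\mu^{\otimes2}e^{2a^2N2^{2-p}\iint r^2}\Big]^{1/2}\Big[\mu^{\otimes2}e^{2a^2N\min(m,2q)}\Big]^{1/2}.$$
First bracket. For fixed $s,t$ the variable $x=\sqrt N\,r_{st}$ is a normalized sum of i.i.d. symmetric signs, so $\mathbb Ee^{\lambda x}\le e^{\lambda^2/2}$ and, with an independent standard Gaussian $z$, $\mathbb Ee^{x^2/4}=\mathbb Ee^{zx/\sqrt2}\le\mathbb Ee^{z^2/4}=\sqrt2$. Because $2a^22^{2-p}=8a^2/2^p\le\frac14$, Jensen over $(s,t)$ bounds the bracket by $\sqrt2$.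

Second bracket. For $x\ge0$, $C>0$ we have $e^{\min(x,C)}\le1+e^Cx/C$ (by convexity for $x\le C$, trivially for $x>C$). Take $x=2a^2Nm$, $C=4a^2Nq$, and $\mathbb Em\le2e^{-N/8}$ from Hoeffding. The bracket is at most $1+e^{4a^2qN}\frac{\mathbb Em}{2q}\le1+\frac1qe^{4a^2qN-N/8}\le1+\frac1q$, as $q<\frac1{32a^2}$.

**Step 3: from moments to the quenched bound.** Steps 1 and 2 give $\mathbb E\mathcal W^2/(\mathbb E\mathcal W)^2\le e^{2a^2\zeta N+o(N)}$, so by Paley–Zygmund $P(\mathcal W\ge\frac12\mathbb E\mathcal W)\ge e^{-3a^2\zeta N}$ for large $N$. As $Z_N\ge\cosh(h)^N\mathcal W$, (5) with $\eta=3a^2\zeta$ gives $\underline F_p\ge\ln\cosh h+\frac{a^2}2(q-\zeta)-a^2\sqrt{6\zeta}$. Letting $\zeta\to0$ proves (13).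

**Step 4: the size of $q_p$.** We check the hypotheses of (13) and extract the coefficient. By convexity $\rho(t)\le1-2t(1-\frac1{\cosh h})$ on $[0,\frac12]$, so by symmetry $q_p\le2\int_0^\infty e^{-2pt(1-1/\cosh h)}dt=\frac1{p(1-1/\cosh h)}$. Hence both hypotheses hold at $(a_p,h_p)$ for large $p$. Also $\rho(t)\ge1-2\kappa t$, so with $t_*=\min(\frac12,\frac1{2\kappa})$
$$q_p\ge2\int_0^{t_*}(1-2\kappa t)^pdt=\frac{1-(1-2\kappa t_*)^{p+1}}{\kappa(p+1)} .$$
Here $1-2\kappa t_*\in[0,1)$ stays away from $1$ along $h_p\to h$. So $\liminf_ppq_p(h_p)\ge\frac1{\kappa(h)}$, and (13) gives $\liminf_pp(\underline F_p-\ln\cosh h_p)\ge\frac{a^2}{2\kappa}=e_P$. $\square$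

## 7. Upper bound for $\ln\cosh h<\varphi(a)$: weights adapted to the local fields

Consider a single edge with energies $0$ and $\Delta>0$. By (11),
$$\begin{pmatrix}0&-\Gamma\\-\Gamma&\Delta\end{pmatrix}\ge\begin{pmatrix}-\Gamma k&0\\0&\Delta-\Gamma/k\end{pmatrix},\qquad k=\frac\Gamma{\theta\Delta}\ \Rightarrow\ \text{entries }-\frac{\Gamma^2}{\theta\Delta},\ (1-\theta)\Delta .$$
With $\theta=1$ the lower level receives exactly the second-order shift, so the weight should depend on $\Delta_j$. The price is that, seen from the upper endpoint, where the local field is $-\Delta$, the weight $\theta\Delta/\Gamma$ is large. Deep configurations with negative local fields exist, but we can average over the Gaussian law of the $\Delta_j$ instead of taking the worst case. The average converges to what we need only if $\theta$ is slightly below $1$, as the proof shows.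

**Lemma 9.** Let $a,h>0$, $b=u(a)$, $\Gamma=h/a$, $y_1>0$, $\theta\in(0,1]$ with $b\theta<y_1$, $\zeta\in(0,1)$, $2p(1-\zeta)y_1\ge\Gamma/\theta$, and $L_1=\{U\le-y_1N\}$. W.h.p.
$$\tfrac1N\ln2^{-N}\operatorname{Tr}e^{-(aU-hT)_{L_1}}\le\varphi(a)+\tfrac ab\ln M+o(1),$$
$$M=e^{b\Gamma^2/(2p\theta(1-\zeta)y_1)}+e^{b\Gamma}\big(e^{-\zeta^2py_1^2/2}+e^{-2pb\theta(y_1-b\theta)}\big).$$

**Step 1: reduction to a classical sum.** For $x>0$ let $k(x)=\min\{1,\frac\Gamma{\theta x}\}$, $k(-x)=1/k(x)$, and $k(0)=1$. Then $k$ is nonincreasing, $k(x)k(-x)=1$, and $\Gamma k(x)\le\Gamma+\theta x_-$, where $x_-=\max(-x,0)$: for $x<0$, $\Gamma k(x)=\max(\Gamma,\theta|x|)$. On each edge $\{\sigma,F_j\sigma\}$ inside $L_1$ use (11) with weight $k(\Delta_j(\sigma))$ at $\sigma$ and $k(\Delta_j(F_j\sigma))$ at $F_j\sigma$; the product is $1$ since $\Delta_j(F_j\sigma)=-\Delta_j(\sigma)$. Adding the missing edges only lowers the bound, so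
$$(U-\Gamma T)_{L_1}\ge\tilde U:=U-\Gamma\sum_{j=1}^Nk(\Delta_j)\quad\text{on }L_1,\qquad\operatorname{Tr}e^{-(aU-hT)_{L_1}}\le\sum_{L_1}e^{-a\tilde U}\le\Big(\sum_{L_1}e^{-b\tilde U}\Big)^{a/b}.$$

**Step 2: averaging over the local fields.** On $\{U(\sigma)\le-y_1N\}$, $\bar\Delta\ge2py_1$, so $k(\Delta_j)\le k(2py_1+\Delta_j-\bar\Delta)$ by monotonicity. As $(\Delta_j-\bar\Delta)_j$ is independent of $U(\sigma)$ (Section 3.3), dropping the indicator,
$$\mathbb E\big[1_{L_1}(\sigma)e^{-b\tilde U(\sigma)}\big]\le\mathbb E[e^{-bU(\sigma)}]\;\mathbb E\exp\Big(b\Gamma\sum_jk\big(2py_1+s_N(\xi_j-\bar\xi)\big)\Big).$$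
To remove $\bar\xi$: the event $\{\bar\xi\le0\}$ has probability $\frac12$ and is independent of $(\xi_j-\bar\xi)_j$. So the last expectation is twice the expectation restricted to this event, where $\xi_j\le\xi_j-\bar\xi$ and hence $k(2py_1+s_N(\xi_j-\bar\xi))\le k(2py_1+s_N\xi_j)$. Therefore
$$\mathbb E\big[1_{L_1}(\sigma)e^{-b\tilde U(\sigma)}\big]\le e^{Nb^2/2}\cdot2M_*^N,\qquad M_*=\mathbb Ee^{b\Gamma k(X)},\quad X=2py_1+s_N\xi_1.$$

**Step 3: $M_*\le M$.** If $X\ge2p(1-\zeta)y_1$, which is at least $\Gamma/\theta$, then $b\Gamma k(X)=\frac{b\Gamma^2}{\theta X}\le\frac{b\Gamma^2}{2p\theta(1-\zeta)y_1}$. Otherwise $e^{b\Gamma k(X)}\le e^{b\Gamma+b\theta X_-}\le e^{b\Gamma}(1+e^{-b\theta X})$. Since $s_N^2\le4p$, $P(X<2p(1-\zeta)y_1)\le e^{-(2p\zeta y_1)^2/(8p)}=e^{-\zeta^2py_1^2/2}$ and $\mathbb Ee^{-b\theta X}\le e^{-2pb\theta y_1+2pb^2\theta^2}$. This is where $b\theta<y_1$ makes the bad term exponentially small. With $\theta=1$ and $y_1<b$ our bound on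 this term would grow exponentially in $p$.

**Step 4: conclusion.** By Markov's inequality, w.h.p. $\sum_{L_1}e^{-b\tilde U}\le e^{o(N)}2^Ne^{Nb^2/2}M^N$. The exponent of its $\frac ab$-th power is at most $\frac ab(\ln2+\frac{b^2}2)-\ln2+\frac ab\ln M+o(1)=\varphi(a)+\frac ab\ln M+o(1)$ by (1). $\square$

Now let $(a_p,h_p)\to(a,h)$, $u=u(a)$, and fix $y_1<u$, $\theta<y_1/u$ and $\zeta$. The lemma applies at $(a_p,h_p)$ for large $p$, with $M=M_p$. The last two terms of $M_p$ are exponentially small in $p$, so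
$$\limsup_pp\,\frac{a_p}{u(a_p)}\ln M_p\le\frac{h^2}{2a\theta(1-\zeta)y_1}.$$
As $\zeta\to0$ and $\theta\uparrow y_1/u$ these bounds decrease to
$$e(y_1):=\frac{h^2u}{2ay_1^2},\qquad e(y_1)\to\frac{h^2}{2au}=e_R(a,h)\ \text{ as }y_1\uparrow u.\tag{14}$$

**Proposition 10.** If $\ln\cosh h<\varphi(a)$, then $\limsup_pp(\overline F_p(a_p,h_p)-\varphi(a_p))\le e_R(a,h)$.

*Proof.* Let $0<y_1<y_2<u=u(a)$ and apply Lemma 4 with $W=a_pU$. Lemma 9 bounds the $L_1$-block. For the shallow block $L_2=\{U\ge-y_2N\}$ we show that its exponent is strictly below $\varphi(a_p)$, by lowering the inverse temperature a little. Choose $a'<a$ so close to $a$ that $u(a')>y_2$ and $\ln\cosh h+(a-a')y_2<\varphi(a)$. Then also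
$$\varphi(a')+(a-a')y_2=\varphi(a)-\int_{a'}^a(u(x)-y_2)\,dx<\varphi(a).$$
For large $p$, $a_p>a'$, and on $L_2$, $a_pU\ge a'U-(a_p-a')y_2N$. So the block is at most $e^{(a_p-a')y_2N}\operatorname{Tr}e^{-a'U+h_pT}$, and by concentration its exponent is at most $(a_p-a')y_2+\overline F_p(a',h_p)+o(1)$ w.h.p. By Lemma 6 the $\limsup_p$ of $(a_p-a')y_2+\overline F_p(a',h_p)$ is at most $(a-a')y_2+\max\{\varphi(a'),\ln\cosh h\}<\varphi(a)$. Hence for large $p$ this exponent is below $\varphi(a_p)$, while $M_p\ge1$. By (4), $\overline F_p(a_p,h_p)\le\varphi(a_p)+\frac{a_p}{u(a_p)}\ln M_p$. Optimizing as before (14), $\limsup_pp(\overline F_p-\varphi(a_p))\le e(y_1)$. Let $y_1\uparrow u$. $\square$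

## 8. Upper bound for $\ln\cosh h>\varphi(a)$: the entropy bootstrap

The obvious upper bound here is annealed: $\frac1N\mathbb E\ln\mu(e^{-a\int U})\le\frac1N\ln\mu(e^{\frac{a^2N}2Q_\sigma})$, by Jensen in the disorder. Look at paths with no flips. They have $\mu$-probability $\cosh(h)^{-N}$ and $Q_\sigma=c_N(1)\to1$. So the right side is at least $\frac{a^2}2-\ln\cosh h-o(1)$. If $a>\beta_c$, then $\frac{a^2}2-\varphi(a)=\frac12(a-\beta_c)^2>0$, and for $\varphi(a)<\ln\cosh h<\frac{a^2}2$, well inside the paramagnetic phase, the annealed bound stays above a positive constant for every $p$. It cannot give $O(1/p)$.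

So we average over the disorder inside a Gibbs measure instead. Let $\nu\propto e^{-a\int U}\mu$. Gaussian integration by parts will give $\partial_aF_N\le a\,(x_N+o(1))$ with $x_N=\mathbb E\nu(\iint|R|^p)$, and it will bound the relative entropy of $\nu$ by the same quantity, $\mathbb EH(\nu|\mu)\le N(a^2x_N+o(1))$. We need $x_N\lesssim\frac1{\kappa p}$, the value under $\mu$. The entropy inequality (3) says $\lambda x\le a^2x+(\text{exponential moment at level }\lambda)$; if the exponential moment is about $\frac\lambda{\kappa p}$ for arbitrarily large $\lambda$, then $x\lesssim\frac1{\kappa p}$ in the limit. The full $\iint|R|^p$ does not have such a moment, because of the path with no flips. But if we keep only times within a small distance $t_0=t_0(\lambda)$, it does. Times farther apart are handled by a crude large-deviation argument, and this is the place where $\ln\cosh h>\varphi(a)$ enters.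

For $t_0\in(0,\frac12)$ let $Y=\iint_{d(s,t)\le t_0}R_+(s,t)^p\,ds\,dt$, $R_+=\max(R,0)$.

**Lemma 11.** Let $h,\lambda>0$, $\varepsilon\in(0,\frac12)$, $0<t_0\le\min\{\frac14,\frac{\varepsilon\kappa}{4h^2},\frac{\varepsilon^3\kappa^2}{32\lambda h^2}\}$. Then for every $p$,
$$\limsup_N\tfrac1N\ln\mu(e^{\lambda NY})\le\frac\lambda p\Big(2\varepsilon+\frac1{(1-\varepsilon)^2\kappa}\Big).$$

**Step 1: reduction to a single time distance.** We have $Y=2\int_0^{t_0}\Psi(t)dt$ with $\Psi(t)=\int_0^1R_+(s,s+t)^pds\le1$. Let $r_0=\varepsilon/p$. If $t_0\le r_0$, then $Y\le2\varepsilon/p$ and we are done. Otherwise $Y\le2r_0+2\int_{r_0}^{t_0}\Psi$. Let $\kappa'=(1-\varepsilon)\kappa$, $K=\varepsilon/t_0$, $b_t=e^{-2\kappa'pt}$ and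
$$w(t)=(1-\varepsilon)\,2\kappa'p\,b_t+K,\qquad\int_0^{t_0}w\le(1-\varepsilon)+\varepsilon=1.$$
Write $2\lambda N\int_{r_0}^{t_0}\Psi=\int_{r_0}^{t_0}w(t)\frac{2\lambda N}{w(t)}\Psi(t)dt$ and use Jensen, assigning the value $0$ to the missing mass:
$$\mu(e^{\lambda NY})\le e^{2\lambda Nr_0}\Big[1+\sup_{r_0\le t\le t_0}\mu\Big(\exp\big(N\tfrac{2\lambda}{w(t)}\Psi(t)\big)\Big)\Big].\tag{15}$$
The weight $w$ follows the expected profile $e^{-2\kappa pt}$ of $\Psi$, so that every $t$ contributes at most the same amount.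

**Step 2: disjoint windows.** Fix $t\in[r_0,t_0]$ and $n=\lfloor1/t\rfloor\le p/\varepsilon$; then $t\le\frac1n\le2t$. As $\Psi(t)=\int_0^1dv\,\frac1n\sum_{i<n}R_+(\frac{i+v}n,\frac{i+v}n+t)^p$, Jensen in $v$ and rotation invariance bound the expectation in (15) by $\mu(\exp(N\alpha\sum_{i<n}\omega_i^p))$, where
$$\omega_i=R_+\big(\tfrac in,\tfrac in+t\big),\qquad\alpha=\frac{2\lambda}{n\,w(t)}\le\frac{4\lambda t}K .$$
Let $d_i=\frac12(1-R(\frac in,\frac in+t))$ be the fraction of spins that differ. If $d_i\ge\kappa't$, then $\omega_i^p\le(1-2\kappa't)_+^p\le b_t$. So for $\theta>0$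
$$e^{N\alpha\omega_i^p}\le e^{N\alpha b_t}+e^{N\alpha+N\theta(\kappa't-d_i)} .$$
Expanding the product over $i$, and using that spins are independent,
$$\mu\Big(e^{N\alpha\sum_i\omega_i^p}\Big)\le e^{N\alpha b_tn}\sum_{S\subset\{0,\dots,n-1\}}e^{N|S|(\alpha+\theta\kappa't)}\big(\mathbb Ee^{-\theta X_S}\big)^N,\tag{16}$$
where $X_S$ is, for one spin, the number of $i\in S$ with different values at $\frac in$ and $\frac in+t$.

**Step 3: every term of the sum is at most $1$.** The windows are disjoint because $t\le\frac1n$, so $X_S$ is at most the number of jumps in a set of measure $|S|t\le1$, and $\mathbb EX_S^2\le2h^2|S|t$ by (9). By (8), $\rho(t)\le1-2\kappa t+2h^2t^2$, so $\mathbb EX_S=|S|\frac{1-\rho(t)}2\ge|S|t(\kappa-h^2t)$. Since $e^{-x}\le1-x+\frac{x^2}2$ for $x\ge0$,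
$$\mathbb Ee^{-\theta X_S}\le\exp\big(-\theta|S|t(\kappa-h^2t)+\theta^2h^2|S|t\big).$$
As $\kappa'-\kappa=-\varepsilon\kappa$, the $S$-term of (16) is at most $\exp(N|S|t[\frac\alpha t-\theta\varepsilon\kappa+\theta h^2t+\theta^2h^2])$. Choose $\theta=\frac{\varepsilon\kappa}{4h^2}$. Then $\theta^2h^2=\frac14\theta\varepsilon\kappa$, and $\theta h^2t\le\frac14\theta\varepsilon\kappa$ because $t\le t_0\le\frac{\varepsilon\kappa}{4h^2}$. The square bracket is at most $\frac\alpha t-\frac12\theta\varepsilon\kappa\le\frac{4\lambda t_0}\varepsilon-\frac{\varepsilon^2\kappa^2}{8h^2}\le0$ by the third condition on $t_0$.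

**Step 4: conclusion.** So (16) is at most $2^ne^{N\alpha b_tn}$, where $n\le p/\varepsilon$ and
$$\alpha b_tn=\frac{2\lambda b_t}{w(t)}\le\frac{2\lambda b_t}{(1-\varepsilon)2\kappa'p\,b_t}=\frac\lambda{(1-\varepsilon)^2\kappa p}.$$
Insert this in (15); the factor $2^{p/\varepsilon}$ does not depend on $N$. $\square$

**Lemma 12.** Let $\varepsilon,\lambda,h,t_0$ be as in Lemma 11, $0<\delta<1$, $a>0$, $\lambda>a^2$. Let $B_{st}=\{|R(s,t)|>1-\delta\}$ if $d(s,t)>t_0$ and $B_{st}=\{R(s,t)<0\}$ if $d(s,t)\le t_0$. Let $\nu=\nu_N$ be random probability measures on paths and $x_N=\mathbb E\nu(\iint|R|^p)$. If $\mathbb EH(\nu|\mu)\le N(a^2x_N+o(1))$ and $\iint\mathbb E\nu(B_{st})\,ds\,dt\to0$, then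
$$\limsup_Nx_N\le\frac\lambda{\lambda-a^2}\Big[\frac1p\Big(2\varepsilon+\frac1{(1-\varepsilon)^2\kappa}\Big)+(1-\delta)^p\Big].$$

*Proof.* Pointwise $\iint|R|^p\le Y+(1-\delta)^p+\iint1_{B_{st}}$, so $x_N\le\mathbb E\nu(Y)+(1-\delta)^p+o(1)$. By (3) with $X=\lambda NY$, $\lambda N\,\mathbb E\nu(Y)\le\mathbb EH(\nu|\mu)+\ln\mu(e^{\lambda NY})$. Hence $\lambda(x_N-(1-\delta)^p)\le a^2x_N+\frac1N\ln\mu(e^{\lambda NY})+o(1)$. Move $a^2x_N$ to the left and apply Lemma 11. $\square$

**Proposition 13.** If $\ln\cosh h>\varphi(a)$, then $\limsup_pp(\overline F_p(a_p,h_p)-\ln\cosh h_p)\le e_P(a,h)$.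

**Step 1: constants that do not depend on $p$.** Choose $a_1>a$ with $\varphi(a_1)<\ln\cosh h$, and put $a_+=\frac{a+a_1}2$, $\varpi=1-\frac{a_+}{a_1}>0$. Take $p$ so large that $a_p\le a_+$ and $h_p\in[\frac h2,2h]$. Fix $\varepsilon\in(0,\frac12)$, $\lambda>a_+^2$, and $t_0>0$ admissible in Lemma 11 for all $h'\in[\frac h2,2h]$; this is possible since $\kappa(h')/h'^2$ and $\kappa(h')^2/h'^2$ are bounded below there. Let $1-\delta=\frac12(1+\max_{h'}\rho_{h'}(t_0))<1$. Under $\mu_{h'}$, $R(s,t)$ has mean $\rho_{h'}(d(s,t))$. For $d(s,t)>t_0$ this mean lies in $(0,\rho_{h'}(t_0)]$, so $B_{st}$ requires a deviation of at least $\frac12(1-\max_{h'}\rho_{h'}(t_0))$. For $d(s,t)\le t_0$ it is at least $1/\cosh h'\ge1/\cosh2h$, so $B_{st}$ requires a deviation of at least this size. By Hoeffding there is $c>0$ with $\mu_{h'}(B_{st})\le2e^{-cN}$ for all $s,t$ and all $h'\in[\frac h2,2h]$.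

For $a'\in(0,a_p]$ let $\nu\propto e^{-a'\int U}\mu_{h_p}$ and $\Lambda_N(a')=\frac1N\ln\mu_{h_p}(e^{-a'\int U})$. Then $\mathbb E\Lambda_N(a')=F_N(a',h_p)-\ln\cosh h_p\ge-\frac{a'}N\mathbb E\mu_{h_p}(\int U)=0$ by Jensen.

**Step 2: derivative and entropy.** We bound both by $x_N=x_N(a')=\mathbb E\nu(\iint|R|^p)$. As $\partial_{g_J}\int U=\sqrt\gamma\int\sigma_J$, integration by parts in $\partial_{a'}F_N=-\frac1N\mathbb E\nu(\int U)$ gives
$$\partial_{a'}F_N(a',h_p)=\frac{a'\gamma}N\sum_J\mathbb E\Big[\nu\big(({\textstyle\int}\sigma_J)^2\big)-\nu\big({\textstyle\int}\sigma_J\big)^2\Big]\le a'\,\mathbb E\nu\Big(\iint c_N(R)\Big)\le a'(x_N+\varepsilon_N).\tag{17}$$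
Since $H(\nu|\mu)=-a'\nu(\int U)-\ln\mu(e^{-a'\int U})$,
$$\mathbb EH(\nu|\mu)=N\big(a'\partial_{a'}F_N-\mathbb E\Lambda_N(a')\big)\le Na'^2(x_N+\varepsilon_N).$$

**Step 3: the sets $B_{st}$ are negligible under $\nu$.** This transfers rarity from $\mu$ to $\nu$ by comparison with the inverse temperature $a_1$, which is still paramagnetic. By Hölder with exponents $\frac{a_1}{a'}$ and its conjugate,
$$\nu(B)=\frac{\mu(1_Be^{-a'\int U})}{\mu(e^{-a'\int U})}\le\exp N\Big[\frac{a'}{a_1}\Lambda_N(a_1)-\Lambda_N(a')\Big]\mu(B)^{1-a'/a_1}.$$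
By Lemma 6 and $\varphi(a_1)<\ln\cosh h$, there is $p_0$, not depending on $a'$, such that $\overline F_p(a_1,h_p)-\ln\cosh h_p\le\varpi c/8$ for $p\ge p_0$. By concentration, w.h.p. $\Lambda_N(a_1)\le\varpi c/4$ and $\Lambda_N(a')\ge-\varpi c/4$. As $1-a'/a_1\ge\varpi$, on this event $\nu(B_{st})\le e^{\varpi cN/2}\cdot2e^{-\varpi cN}=2e^{-\varpi cN/2}$ for all $s,t$ at once. Hence $\iint\mathbb E\nu(B_{st})\,ds\,dt\to0$.

**Step 4: integration.** Lemma 12, with $a'$ in the role of $a$ and $h_p$ in that of $h$, gives for all $a'\in(0,a_p]$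
$$\limsup_Nx_N(a')\le X_p:=\frac\lambda{\lambda-a_+^2}\Big[\frac1p\Big(2\varepsilon+\frac1{(1-\varepsilon)^2\kappa(h_p)}\Big)+(1-\delta)^p\Big].\tag{18}$$
Integrate (17) from $a'=0$, where $F_N=\ln\cosh h_p$, to $a_p$. As $0\le x_N\le1$, reverse Fatou gives $\overline F_p(a_p,h_p)-\ln\cosh h_p\le\frac{a_p^2}2X_p$. Multiply by $p$ and let $p\to\infty$; $p(1-\delta)^p\to0$ since $\delta$ is fixed, and the bound is $\frac{a^2}2\frac\lambda{\lambda-a_+^2}(2\varepsilon+\frac1{(1-\varepsilon)^2\kappa(h)})$. Then let $\lambda\to\infty$ and $\varepsilon\to0$. The limit is $\frac{a^2}{2\kappa}=e_P$. $\square$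

## 9. The limit off the critical line

**Proof of Theorem 1.** Take the constant sequences $a_p=\beta$, $h_p=\beta\Gamma$. If $\Gamma<\Gamma_c(\beta)$, then $\ln\cosh h<\varphi(a)=\Phi_\infty$, and Propositions 7 and 10 give
$$e_R\le\liminf_pp(\underline F_p-\Phi_\infty)\le\limsup_pp(\overline F_p-\Phi_\infty)\le e_R=f .$$
If $\Gamma>\Gamma_c(\beta)$, then $\Phi_\infty=\ln\cosh h>\varphi(a)$, and Propositions 8 and 13 give the same with $e_P=f$. For even $p$, $\overline F_p=\underline F_p=\Phi_p$. $\square$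

## 10. The critical line: a truncated potential

When $\ln\cosh h=\varphi(a)$, the arguments of Sections 7 and 8 stop at two precise places. In Proposition 10 the shallow block is no longer exponentially smaller. In Proposition 13 there is no $a_1>a$ with $\varphi(a_1)<\ln\cosh h$. The remedy is to use the splitting of Lemma 4 again, bound the deep block by Lemma 9, and run the entropy bootstrap only on the shallow block, where $U$ may be replaced by a potential cut off from below. The cutoff lowers the REM-like competitor strictly below $\ln\cosh h$, which restores room for some $a_1>a$.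

**Proposition 14.** If $\ln\cosh h=\varphi(a)$, then, with $e_R,e_P$ taken at $(a,h)$,
$$\limsup_pp\Big(\overline F_p(a_p,h_p)-\max\big\{\varphi(a_p)+\tfrac{e_R}p,\ \ln\cosh h_p+\tfrac{e_P}p\big\}\Big)\le0.$$

**Step 1: splitting off the deep block.** Let $u=u(a)$ and fix $0<y_1<y_2<y'<u$. Choose $\chi\in C^2(\mathbb R)$ with $0\le\chi'\le1$, $\chi''$ bounded, $\chi(x)=x$ for $x\ge-y_2$, and $\chi$ constant for $x\le-y'$. Then $\chi(x)\ge x$, $\chi\ge-y'$, and $|\chi(x)|\le|x|$ (for $x<-y_2$, $x\le\chi(x)\le-y_2<0$). Put $V=N\chi(U/N)$, $D_N(a',h')=\frac1N\mathbb E\ln2^{-N}\operatorname{Tr}e^{-a'V+h'T}$, $\overline D_p=\limsup_ND_N$. Apply Lemma 4 with $W=a_pU$ and levels $y_1<y_2$. As $V=U$ on $L_2$, the $L_2$-block is at most $\operatorname{Tr}e^{-a_pV+h_pT}$. With Lemma 9, concentration and (4),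
$$\overline F_p(a_p,h_p)\le\max\Big\{\varphi(a_p)+\tfrac{a_p}{u(a_p)}\ln M_p,\ \overline D_p(a_p,h_p)\Big\}.$$
The first entry, after optimizing $\zeta,\theta$, is governed by (14): its correction is asymptotically at most $e(y_1)/p$, and $e(y_1)\to e_R$ as $y_1\uparrow u$. So it suffices to show, for each choice of levels,
$$\limsup_pp\big(\overline D_p(a_p,h_p)-\ln\cosh h_p\big)\le e_P(a,h).\tag{19}$$

**Step 2: the truncated classical sum.** This creates the room. As $z\mapsto az-\frac{z^2}2$ is strictly increasing on $[0,a]$ and $y'<u\le a$, we have $ay'-\frac{y'^2}2<\varphi(a)=\ln\cosh h$. Fix $a_1>a$ with $B:=a_1y'-\frac{y'^2}2<\ln\cosh h$. Put $a_+=\frac{a+a_1}2$, $\varpi=1-\frac{a_+}{a_1}$, and take $p$ so large that $a_p\le a_+$, $h_p\in[\frac h2,2h]$. Claim: for $a'\in[0,a_1]$, w.h.p. $\frac1N\ln2^{-N}\sum_\sigma e^{-a'V}\le B+o(1)$. If $a'\ge y'$, then $a'V\ge y'U-(a'-y')y'N$ and $\mathbb E\sum_\sigma e^{-y'U}\le2^Ne^{Ny'^2/2}$, so Markov gives the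 exponent $(a'-y')y'+\frac{y'^2}2=a'y'-\frac{y'^2}2\le B$. If $a'<y'$, then $V\ge U$ gives $\frac{a'^2}2\le\frac{y'^2}2\le B$, the last because $a_1>y'$.

**Step 3: at $a_1$ the truncated model is paramagnetic to leading order.** Claim: $\limsup_p(\overline D_p(a_1,h_p)-\ln\cosh h_p)\le0$. Use Lemma 4 with $W=a_1V$ and levels $y<2y$. The deep block is bounded by (12) and Step 2; on the other, $V\ge U\ge-2yN$. So $\overline D_p(a_1,h_p)\le\max\{B+h_p\tau_p(y),\ln\cosh h_p+2a_1y\}$. Let $p\to\infty$, then $y\to0$.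

**Step 4: $\nu$ does not see deep configurations.** For $a'\in(0,a_1]$ let $\nu\propto e^{-a'\int V}\mu_{h_p}$. Claim: there is $p_0$ such that for $p\ge p_0$ and all $a'\in(0,a_1]$, $\mathbb E\nu(U(\sigma(0))\le-y_2N)\to0$ as $N\to\infty$. We need this because $\chi'\ne1$ there. Let $V_s=V-sN\,1\{U\le-y_2N\}$, with $s>0$ so small that $B+a_1s<\ln\cosh h$. Use Lemma 4 with $W=a'V_s$ and levels $\frac{y_2}3<\frac{y_2}2$. On $\{U\ge-\frac{y_2}2N\}$, $V_s=V$, so that block is at most $\operatorname{Tr}e^{-a'V+h_pT}$. By (12) and Step 2 the other block is w.h.p. at most $2^N\exp N[B+h_p\tau_p(\frac{y_2}3)+a_1s+o(1)]$, and for $p\ge p_0$ its exponent is below $\ln\cosh h_p$ by a fixed margin. On the other hand, (7) and Jensen give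
$$\tfrac1N\ln2^{-N}\operatorname{Tr}e^{-a'V+h_pT}\ge\ln\cosh h_p-\tfrac{a'}N2^{-N}\sum_\sigma V(\sigma)\ge\ln\cosh h_p-o(1)\quad\text{w.h.p.},\tag{20}$$
since $\mathbb E|V(\sigma)|\le\mathbb E|U(\sigma)|\le\sqrt N$. Hence w.h.p. $\ln\operatorname{Tr}e^{-a'V_s+h_pT}\le\ln\operatorname{Tr}e^{-a'V+h_pT}+o(N)$. The left side is convex in $s$, with derivative $a'N\,\nu(U(\sigma(0))\le-y_2N)$ at $s=0$. So $sa'N\,\nu(U(\sigma(0))\le-y_2N)\le o(N)$ w.h.p.; the probability tends to $0$ in probability, and being bounded by $1$, in mean.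

**Step 5: derivative and entropy.** Put $\chi'_t=\chi'(U(\sigma(t))/N)$ and $x_N=\mathbb E\nu(\iint|R|^p)$. We have $\partial_{a'}D_N=\mathbb E\nu(-\chi(U(\sigma(0))/N))$. Pointwise, $-\chi(x)\le-x\chi'(x)+y'1\{x\le-y_2\}$: for $x>-y_2$ this is $-x\le-x$, and for $x\le-y_2$, $-\chi\le y'$ and $-x\chi'(x)\ge0$. By Step 4, $\partial_{a'}D_N\le-\frac1N\mathbb E\nu(U(\sigma(0))\chi'_0)+o(1)$. Write $U(\sigma(0))=\sqrt\gamma\sum_Jg_J\sigma_J(0)$ and integrate by parts. The derivative $\partial_{g_J}$ acts on $\chi'_0$, giving $\frac{\sqrt\gamma}N\sigma_J(0)\chi''(U(\sigma(0))/N)$, and on the weight of $\nu$, giving $-a'\sqrt\gamma\int\chi'_t\sigma_J(t)dt$ and its counterterm. Thus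
$$\partial_{a'}D_N\le-\tfrac{c_N(1)}N\mathbb E\nu\big(\chi''(\tfrac{U(\sigma(0))}N)\big)+a'\,\mathbb E\nu\Big(\int_0^1\chi'_0\chi'_t\,c_N(R(0,t))\,dt\Big)-\tfrac{a'\gamma}N\sum_J\mathbb E\big[\nu(\sigma_J(0)\chi'_0)^2\big]+o(1),$$
where rotation invariance, $\nu(\int\chi'_t\sigma_J(t)dt)=\nu(\chi'_0\sigma_J(0))$, was used in the third term. The first term is $O(\frac1N)$, the third is at most $0$, and the second is at most $a'(x_N+\varepsilon_N)$, because $\nu(\int_0^1|R(0,t)|^pdt)=\nu(\iint|R|^p)$ by rotation invariance. So $\partial_{a'}D_N\le a'x_N+o(1)$. As in (20), $\mathbb E\ln\mu(e^{-a'\int V})\ge-a'\sqrt N$, hence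
$$\mathbb EH(\nu|\mu)=Na'\partial_{a'}D_N-\mathbb E\ln\mu(e^{-a'\int V})\le N(a'^2x_N+o(1)).$$

**Step 6: the bootstrap.** Fix $\varepsilon,\lambda,t_0,\delta,c$ as in Step 1 of Proposition 13, with the present $a_1,a_+,\varpi$. Step 3 of that proof applies with $V$ in place of $U$: the bound at $a_1$ now comes from Step 3 above together with concentration, and $\frac1N\ln\mu(e^{-a'\int V})\ge-o(1)$ w.h.p. from (20). So for all large $p$ and all $a'\in(0,a_p]$, Lemma 12 yields $\limsup_Nx_N(a')\le X_p$ with $X_p$ as in (18). Therefore $\limsup_N\partial_{a'}D_N\le a'X_p$, while $\partial_{a'}D_N\le y'$ because $\chi\ge-y'$. Integrating from $0$, where $D_N=\ln\cosh h_p$, to $a_p$, reverse Fatou gives $\overline D_p(a_p,h_p)-\ln\cosh h_p\le\frac{a_p^2}2X_p$. Multiply by $p$ and let $p\to\infty$, $\lambda\to\infty$, $\varepsilon\to0$. This is (19). $\square$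

**Proof of Theorem 2.** Let $(a_p,h_p)\to(a,h)\in(0,\infty)^2$. Propositions 7 and 8 give $\underline F_p(a_p,h_p)\ge\max\{\varphi(a_p)+\frac{e_R}p,\ln\cosh h_p+\frac{e_P}p\}-o(\frac1p)$. The matching upper bound on $\overline F_p$ is Proposition 10, 13 or 14, according as $\ln\cosh h-\varphi(a)$ is negative, positive or zero. By continuity $e_R,e_P$ may be evaluated at $(a_p,h_p)$ or at $(a,h)$. Note that $(\beta,\Gamma)\mapsto(\beta,\beta\Gamma)$ maps compact sets to compact sets. If uniformity failed on a compact set, there would be $\eta>0$, integers $p_k\to\infty$, which we may take strictly increasing, and points $(a_{p_k},h_{p_k})$ in it, convergent after passing to a subsequence, at which the error is at least $\eta/p_k$ in absolute value. Completing them to a sequence indexed by all $p$, with the limit point as the remaining values, contradicts what was just shown. $\square$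

**Proof of Corollary 3.** (a) At $\Gamma=\Gamma_c(\beta)$ the two leading terms in Theorem 2 coincide with $\Phi_\infty$, which gives $\max\{e_R,e_P\}$. At $\Gamma_c(\beta)+\frac sp$, use the uniformity in Theorem 2, the continuity of $e_R$ and $e_P$, and
$$\ln\cosh\big(\beta(\Gamma_c+\tfrac sp)\big)=\Phi_\infty(\beta,0)+\tfrac sp\,\beta\tanh(\beta\Gamma_c)+o(\tfrac1p).$$

(b) We use a fact on convex functions: if convex $f_p$ on an open interval converge pointwise to a differentiable $f$, then $\partial^\pm f_p(x)\to f'(x)$. Indeed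
$$\frac{f_p(x)-f_p(x-t)}t\le\partial^-f_p(x)\le\partial^+f_p(x)\le\frac{f_p(x+t)-f_p(x)}t ;$$
let $p\to\infty$, then $t\downarrow0$. On $(0,\Gamma_c(\beta))$ the functions $\Gamma\mapsto p(\Phi_p(\beta,\Gamma)-\Phi_\infty(\beta,0))$ are convex, as limits of functions that are convex by fact (v) of Section 3. They converge by Theorem 1 to $\frac{\beta\Gamma^2}{2\min(\beta,\beta_c)}$, whose derivative is $\frac{\beta\Gamma}{\min(\beta,\beta_c)}$. In the paramagnetic phase, at fixed $h$, the functions $a\mapsto p(\Phi_p(a,h/a)-\ln\cosh h)$ are convex on $\{a>0:\varphi(a)<\ln\cosh h\}$, an open interval because $\varphi$ is continuous and increasing. They converge to $\frac{a^2}{2h\tanh h}$, whose derivative is $\frac a{h\tanh h}$. $\square$
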